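\title{Short-lived Ricci flows of biaxial Bianchi-IX metrics on the four-ball with fixed boundary metric}

\begin{abstract}
We study the Ricci flow of $SU(2)\times U(1)$-invariant metrics on the closed four-ball, with the induced metric on the boundary held fixed and equal to a squashed sphere $h=L^2(\sigma_1^2+\sigma_2^2+\tau^2\sigma_3^2)$. Each such $h$ with $0<\tau<1$ bounds exactly one member of the Ricci-flat Taub-NUT family, and a conjecture from the paper of Holzegel, Schmelzer and Warnick on this flow predicts long-time existence and convergence to a Taub-NUT metric for all invariant initial data. We show that this fails for every $h$: for every large $R$ there are initial metrics for which each solution has life span at most $45R^{-4}L^2$. The data may coincide with the Taub-NUT metric on any compact subset of the interior, and the failure persists under $C^1$-small perturbations that keep the squashing of the orbits between $\tau$ and $1$. The proof follows a weighted length of a collar of the boundary, with a weight chosen so that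 the uncontrolled normal derivative at the boundary drops out of its evolution, and shows that the square of this positive quantity decreases at a fixed rate.
\end{abstract}

\section{The Dirichlet problem and the results}\label{sec:intro}

\subsection{Biaxial metrics on the ball}

Identify $\mathbb{R}^4$ with the quaternions $\mathbb{H}$, let $M=\overline{B^4}$ be the closed unit ball, and write $x=|q|\in[0,1]$ for $q\in M$. The group $SU(2)\cong S^3$ of unit quaternions acts on $M$ by left multiplication, and $U(1)$ acts by right multiplication by $e^{\mathbf{i}\theta}$. The orbits are the spheres $\{|q|=x\}$ and the origin, which is a fixed point called the \emph{nut}. Let $\sigma_1,\sigma_2,\sigma_3$ be the left-invariant one-forms on $S^3$ with $d\sigma_1=\sigma_2\wedge\sigma_3$ and cyclically, pulled back to $M\setminus\{0\}$ by $q\mapsto q/|q|$. Concretely, they annihilate $\partial_x$ and are dual to the linear vector fields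
\[
X_1(q)=-\tfrac12\,q\mathbf{j},\qquad X_2(q)=-\tfrac12\,q\mathbf{k},\qquad X_3(q)=-\tfrac12\,q\mathbf{i},
\]
which satisfy $[X_2,X_3]=-X_1$ and cyclically. These fields are orthogonal of Euclidean length $x/2$, so the Euclidean metric is $dx^2+\frac14x^2(\sigma_1^2+\sigma_2^2+\sigma_3^2)$, and $\frac14(\sigma_1^2+\sigma_2^2+\sigma_3^2)$ is the round unit sphere.

\begin{definition}\label{def:biaxial}
A \emph{biaxial (Bianchi-IX) metric} on $M$ is a Riemannian metric $g$ on $M$, smooth up to $\partial M$ and across the nut, which on $M\setminus\{0\}$ has the form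
\begin{equation}\label{eq:metric}
g=N(x)^2\,dx^2+a(x)^2(\sigma_1^2+\sigma_2^2)+c(x)^2\sigma_3^2
\end{equation}
with $N,a,c$ smooth and positive on $(0,1]$.
\end{definition}

The field $X_3$ generates the $U(1)$-action, whose orbits are the Hopf circles. On the sphere $\{|q|=x\}$ these circles have length $4\pi c(x)$, and the space of circles is a round two-sphere of radius $a(x)$. The ratio $c/a$ measures the squashing of the orbit and equals $1$ exactly when the orbit is round. The function $N$ measures the spacing of the orbits: $ds=N\,dx$ is the radial arclength, and we write $\partial_s=N^{-1}\partial_x$ for the unit normal to the orbits that points toward $\partial M$.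

\subsection{The flow with fixed boundary metric}

Fix $L>0$ and $0<\tau\le1$, and let
\[
h=L^2(\sigma_1^2+\sigma_2^2+\tau^2\sigma_3^2)
\]
on $\partial M=S^3$. A biaxial metric \emph{has boundary metric $h$} if $a(1)=L$ and $c(1)=\tau L$.

\begin{definition}\label{def:solution}
Let $g_0$ be a biaxial metric with boundary metric $h$. A \emph{solution on $[0,T)$ with initial data $g_0$} is a family $g(t)$, $0<t<T$, of biaxial metrics on $M$, with coefficients $N(x,t),a(x,t),c(x,t)$, such that
\begin{itemize}
\item[(i)] $g$ is smooth on $M\times(0,T)$, up to $\partial M$;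
\item[(ii)] $\partial_tg=-2\,\mathrm{Ric}_{g(t)}$ on $M\times(0,T)$;
\item[(iii)] $g(t)$ has boundary metric $h$ for all $t\in(0,T)$;
\item[(iv)] $g(t)\to g_0$ as $t\to0$, uniformly on $M$ and in $C^\infty$ on compact subsets of $M\setminus\partial M$.
\end{itemize}
We set $g(0)=g_0$.
\end{definition}

Conditions (ii) and (iii) force the tangential part of $\mathrm{Ric}_{g(t)}$ to vanish on $\partial M$ for $t>0$, just as $\Delta u=0$ on the boundary for a solution of the heat equation with constant Dirichlet data. The initial metric need not have this property, which is why (iv) asks only for uniform convergence at the corner $\partial M\times\{0\}$. Two solutions are identified if they differ by time-dependent $SU(2)\times U(1)$-equivariant diffeomorphisms of $M$ that fix $\partial M$ pointwise. \emph{Long-time existence} means that a solution exists on $[0,\infty)$, and $g(t)$ \emph{converges to $g_\infty$} if there are equivariant diffeomorphisms $\varphi_t$ of $M$ with $\varphi_t^*g(t)\to g_\infty$ in $C^k(M)$ for every $k$ as $t\to\infty$.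

A Ricci-flat biaxial metric with boundary metric $h$ is a stationary solution. For the round boundary $\tau=1$ the flat ball of radius $2L$ is one. For $\tau<1$ there is the \emph{Taub-NUT family}
\[
g_n=\frac14\,\frac{r+n}{r-n}\,dr^2+\frac14(r^2-n^2)(\sigma_1^2+\sigma_2^2)+n^2\,\frac{r-n}{r+n}\,\sigma_3^2,\qquad n>0,
\]
restricted to a region $n\le r\le r_0$. Here $c/a=2n/(r+n)$ decreases from $1$ at $r=n$, and $a$ increases from $0$. The sphere $\{r=r_0\}$ carries the metric $h$ exactly when $2n/(r_0+n)=\tau$ and $r_0^2-n^2=4L^2$, that is,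
\[
\frac{r_0}{n}=\frac2\tau-1,\qquad n^2\Big(\frac{r_0^2}{n^2}-1\Big)=4L^2,
\]
and for $0<\tau<1$ these equations have exactly one solution $(n,r_0)$. The substitution $r=n+(r_0-n)x^2$ gives
\[
g_n=(r_0-n)(r+n)\Big[dx^2+\frac{x^2}4(\sigma_1^2+\sigma_2^2+\sigma_3^2)\Big]-\frac{(r_0-n)^2(r+3n)}{4(r+n)}\,(x^2\sigma_3)^2 .
\]
The bracket is the Euclidean metric and $x^2\sigma_3$ is four times the Euclidean dual of the linear field $X_3$, so $g_n$ is a biaxial metric on $M$ with its nut at $r=n$. We call it \emph{the Taub-NUT metric filling $h$}; that it is Ricci-flat is checked in Remark~\ref{rem:TN}.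

The problem that we study comes from \cite{HSW}. With the terms fixed above and $0<\tau<1$, it asks whether the following holds.

\begin{quote}
\textbf{Conjecture.} For any biaxial Bianchi-IX initial data on $\overline{B^4}$, the Ricci flow admits long-time existence and converges to a member of the Taub-NUT family.
\end{quote}

The analogy with the heat equation suggests a positive answer: a solution with fixed Dirichlet data relaxes to the harmonic function with those data, and here the boundary metric singles out one Taub-NUT metric. The analogy is sound for two of the three coefficients. We shall see that $\log a$ and $\log(c/a)$ solve heat equations with reaction terms and constant Dirichlet data, and that the maximum principle preserves the bounds $\tau\le c/a\le1$ and every upper bound on $a$. The third coefficient is different. The function $N$ solves no heat equation and is subject to no boundary condition, so the interval on which the two heat equations live has a length that evolves, and nothing in (iii) controls the mean curvature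 of $\partial M$, which drives that evolution. This is where the conjecture fails.

\subsection{Results}

\begin{theorem}\label{thm:main}
Let $L>0$, $0<\tau\le1$ and $R\ge100(1+\log\frac1\tau)$.
\begin{itemize}
\item[(a)] There is a biaxial metric $g_0$ with boundary metric $h$ such that every solution on $[0,T)$ with initial data $g_0$ has $T\le45R^{-4}L^2$.
\item[(b)] If $\tau<1$ and $\mathcal{K}\subset M\setminus\partial M$ is compact, then $g_0$ in (a) can be chosen equal on $\mathcal{K}$ to the Taub-NUT metric filling $h$.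
\item[(c)] The metric $g_0$ in (a) can be chosen so that the same bound on $T$ holds for all initial data that have boundary metric $h$, satisfy $\tau\le c/a\le1$, and are sufficiently $C^1$-close to $g_0$.
\end{itemize}
\end{theorem}

Thus the conjecture is false for every $L>0$ and every $0<\tau<1$, and since $R$ may be taken arbitrarily large, the life span can be made smaller than any given $\epsilon>0$. The theorem bounds the life span of every family that satisfies (i)--(iv), so neither the identification of solutions nor the notion of convergence enters the argument. We neither use nor claim short-time existence: if no solution exists for one of these $g_0$, the conjecture fails for it as well. We also do not classify the data for which long-time existence and convergence hold.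

If $g(t)$ is a solution for the constant $L$, then $L^{-2}g(L^2t)$ is a solution for the constant $1$ and the same $\tau$, because the Ricci tensor is unchanged when the metric is multiplied by a constant. \emph{From now on $L=1$.} For a biaxial metric set
\begin{equation}\label{eq:psiZ}
\psi=\log\frac{c}{\tau a},\qquad Z=a_s^2+a^2\psi_s^2 .
\end{equation}
The function $\psi$ vanishes on $\partial M$ and measures how far the shape of an orbit is from the shape of the boundary; the bounds $\tau\le c/a\le1$ read $0\le\psi\le\log\frac1\tau$. The function $Z$ is a scale-invariant size of the radial derivatives, equal to $\frac14$ on the flat ball. Theorem~\ref{thm:main} follows from a criterion on the initial data.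

\begin{theorem}\label{thm:criterion}
Let $L=1$, $0<\tau\le1$, $R\ge100(1+\log\frac1\tau)$, and let $g_0$ be a biaxial metric with boundary metric $h$. Suppose that for some $x_0\in(0,1)$, with $s_0(x)=\int_{x_0}^xN_0\,dx'$ the signed $g_0$-distance from the orbit $\{x=x_0\}$:
\begin{itemize}
\item[(H1)] $\tau\le c_0/a_0\le1$ and $a_0\le R$ on $M$;
\item[(H2)] $s_0(1)\ge\frac32R$; $Z_0\le20$ where $|s_0|<R$; $a_0\ge\frac34R$ and $\psi_0\le\frac1{20}$ where $|s_0|\le R/400$;
\item[(H3)] $a_0\ge1$ and $\psi_0\le\frac1{20}$ on $[x_0,1]$;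
\item[(H4)] $\int_{x_0}^1a_0^{-3}\,ds\le2.9\,R^{-2}$.
\end{itemize}
Then every solution on $[0,T)$ with initial data $g_0$ has $T\le45R^{-4}$.
\end{theorem}

In words: the orbit $\{x=x_0\}$ has size comparable to $R$, lies in a region of moderate gradient and is at distance at least $\frac32R$ from the boundary; the orbits between it and the boundary have nearly the shape of the boundary; and almost all of them are large, since (H4) leaves a length of order $R^{-2}$ only for orbits of size of order $1$. The metric must therefore drop from size $R$ to size $1$ in a thin layer near $\partial M$. Nearer to the nut than the region $\{|s_0|<R\}$, only (H1) is required.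

Section~\ref{sec:data} constructs such data and derives Theorem~\ref{thm:main}. Section~\ref{sec:eq} reduces the flow to scalar equations. Section~\ref{sec:round} shows the mechanism for the round boundary, where it is a computation of a few lines, and isolates what remains to be proved; Sections~\ref{sec:func}--\ref{sec:close} prove Theorem~\ref{thm:criterion}.

\section{Data with a steep collar}\label{sec:data}

Fix $\tau$ and $R$ as in Theorem~\ref{thm:criterion} and let $\varepsilon=\frac1{10}R^{-2}$. Let $\theta(u)=e^{1-1/u}$ for $u>0$ and $\theta(u)=0$ for $u\le0$; this function is smooth and nondecreasing with $\theta(1)=\theta'(1)=1$. The profile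
\[
a_*(s)=\tfrac9{10}R-\big(\tfrac9{10}R-1\big)\,\theta\Big(\frac{s-4R}\varepsilon\Big),\qquad0\le s\le4R+\varepsilon,
\]
is constant on the \emph{plateau} $[0,4R]$ and then decreases to $1$, with $a_*'(4R+\varepsilon)<0$. A biaxial metric \emph{ends in the steep collar} if for some $x_1\in(0,1)$ it equals $ds^2+a_*(s)^2(\sigma_1^2+\sigma_2^2+\tau^2\sigma_3^2)$ on $\{x\ge x_1\}$, where $s\in[0,4R+\varepsilon]$ is the arclength from $\{x=x_1\}$ and $s=4R+\varepsilon$ on $\partial M$. See Figure~\ref{fig:profile}.

\begin{figure}[ht]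
\centering
\begin{tikzpicture}[x=1.1cm,y=1cm]
\draw[->] (0,0)--(9.3,0) node[right]{$s$};
\draw[->] (0,0)--(0,3) node[above]{$a_0$};
\draw[thick] (0,0)--(1.5,1.2) .. controls (2.1,1.68) and (2.3,2.3) .. (3,2.3)--(8,2.3) .. controls (8.3,2.3) and (8.4,1.2) .. (8.5,0.4);
\draw[dashed] (0,2.3) node[left]{$\frac9{10}R$}--(3,2.3);
\draw[dashed] (0,0.4) node[left]{$1$}--(8.5,0.4);
\draw[dotted] (3,0) node[below]{$x_1$}--(3,2.3);
\draw[dotted] (5.5,0) node[below]{$x_0$}--(5.5,2.3);
\draw[dotted] (8.5,0) node[below]{$\partial M$}--(8.5,2.7);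
\draw[<->] (3,2.7)--(8,2.7) node[midway,above]{$4R$};
\draw[<->] (8,2.7)--(8.5,2.7) node[midway,above]{$\varepsilon$};
\node[below] at (0,0) {nut};
\end{tikzpicture}
\caption{The orbit size $a_0$ of the initial metric against the arclength $s$ from the nut (not to scale). After an arbitrary core, $a_0$ equals $\frac9{10}R$ on a plateau of length $4R$ with midpoint $x_0$, and then drops to its boundary value $1$ within a length $\varepsilon=\frac1{10}R^{-2}$. From $x_1$ on, the squashing $c_0/a_0$ equals its boundary value $\tau$.}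
\label{fig:profile}
\end{figure}

\begin{lemma}\label{lem:collar}
Let $g_0$ be a biaxial metric that ends in the steep collar and satisfies $\tau\le c_0/a_0\le1$ and $a_0\le\frac9{10}R$ on $M$. Let $x_0$ be the midpoint of the plateau. Then (H1)--(H4) hold for $g_0$, and they hold, with the same $x_0$, for every biaxial metric $g$ with boundary metric $h$ and $\tau\le c/a\le1$ that is sufficiently $C^1$-close to $g_0$.
\end{lemma}

\begin{proof}
The plateau is the set $\{|s_0|\le2R\}$, and on it $Z_0=0$, $a_0=\frac9{10}R$, $\psi_0=0$. Moreover $s_0(1)=2R+\varepsilon$, and $a_0\ge1$, $\psi_0=0$ on $[x_0,1]$. Finally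
\[
\int_{x_0}^1a_0^{-3}\,ds\le2R\,(0.9R)^{-3}+\varepsilon<(2.75+0.1)R^{-2}<2.9R^{-2}.
\]
This gives (H1)--(H4) for $g_0$.

Let $g$ be $C^1$-close to $g_0$, with coefficients $N,a,c$, and let $s$ be its signed distance from $\{x=x_0\}$. Since $N^2=g(\partial_x,\partial_x)$, $a^2=g(X_1,X_1)$ and $c^2=g(X_3,X_3)$, the function $a$ is uniformly close to $a_0$ on $M$, so $a\le R$, and $N,a,\psi$ are $C^1$-close to $N_0,a_0,\psi_0$ on $[x_1,1]$. Once $N\ge0.9N_0$ on $[x_1,1]$, we have $s(1)\ge1.8R$ and the set $\{|s|<R\}$ lies in the plateau. There, and in the bound for $\psi$ in (H3) and in (H4), the inequalities for $g_0$ are strict on a compact set and so persist. The inequality $a_0\ge1$ is not strict at $x=1$, and this is where $a_*'(4R+\varepsilon)<0$ is used. Choose $x_2<1$ with $\partial_xa_0<0$ on $[x_2,1]$. Then $\partial_xa<0$ on $[x_2,1]$, and $a(1)=1$ gives $a\ge1$ there; on $[x_0,x_2]$ we have $a_0\ge a_0(x_2)>1$, which persists.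
\end{proof}

\begin{lemma}\label{lem:attach}
Let $\hat g$ be a biaxial metric on $M$, with any boundary metric, such that $\tau\le\hat c/\hat a\le1$ and $\hat a\le\frac9{10}R$, and let $0<\delta<1$. Then there is a metric $g_0$ as in Lemma~\ref{lem:collar} with $g_0=\hat g$ on $\{x\le1-\delta\}$.
\end{lemma}

\begin{proof}
Regard $\hat a$ and $\hat\psi$ as functions of the $\hat g$-arclength $s\in[0,\hat\ell\,]$ from the nut, and let $s_1<\hat\ell$ correspond to $x=1-\delta$. Let $\chi:[0,\hat\ell\,]\to[0,1]$ be smooth with $\chi=0$ on $[0,s_1]$ and $\chi=1$ near $\hat\ell$. Define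
\[
a_0=(1-\chi)\hat a+\chi\,\tfrac9{10}R,\quad\psi_0=(1-\chi)\hat\psi\ \ \text{on }[0,\hat\ell\,];\qquad a_0(s)=a_*(s-\hat\ell),\quad\psi_0=0\ \ \text{on }[\hat\ell,\hat\ell+4R+\varepsilon].
\]
Both functions are constant near $s=\hat\ell$, hence smooth, and $0<a_0\le\frac9{10}R$ for $s>0$, $0\le\psi_0\le\log\frac1\tau$. To place these profiles on $M$, let $N_0(x)=\hat N(x)+\lambda\,\theta(x-1+\delta)$ with $\lambda>0$ chosen so that $\int_0^1N_0\,dx=\hat\ell+4R+\varepsilon$, put $s(x)=\int_0^xN_0\,dx'$, and let $g_0$ be given by \eqref{eq:metric} with coefficients $N_0$, $a_0(s(x))$ and $c_0=\tau a_0e^{\psi_0}$. On $\{x\le1-\delta\}$ this metric equals $\hat g$, so it is smooth across the nut.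
\end{proof}

\begin{proof}[Proof of Theorem~\ref{thm:main} from Theorem~\ref{thm:criterion}]
Scale to $L=1$; times are then divided by $L^2$, and the Taub-NUT metric filling $h$ becomes the one filling $L^{-2}h$. For (a) and (c), apply Lemma~\ref{lem:attach} to the flat ball of radius $\frac32R$, for which $\hat a=\hat c=s/2\le\frac34R$, and then Lemma~\ref{lem:collar} and Theorem~\ref{thm:criterion}. For (b), choose $\delta$ with $\mathcal{K}\subset\{x\le1-\delta\}$ and take for $\hat g$ the Taub-NUT metric, for which $\tau\le\hat c/\hat a\le1$ and $\hat a\le1$.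
\end{proof}

\section{The flow as a system of scalar equations}\label{sec:eq}

Throughout this section $g(t)$ is a solution on $[0,T)$ with $L=1$, and $\partial_t$ is taken at fixed $x$.

\subsection{Evolution equations}

With $\psi$ as in \eqref{eq:psiZ}, put
\[
b=\log a,\qquad\alpha=b_s,\qquad\beta=\psi_s,\qquad W=\alpha^2+\beta^2,\qquad E=\frac{c^2}{a^2}=\tau^2e^{2\psi},
\]
so that $Z=a^2W$ and the boundary condition (iii) reads $b=\psi=0$ at $x=1$. In the orthonormal frame $e_1=X_1/a$, $e_2=X_2/a$, $e_3=X_3/c$ the second fundamental form of an orbit is diagonal, with principal curvatures $k_1=k_2=a_s/a=\alpha$ and $k_3=c_s/c=\alpha+\beta$. The mean curvature and the squared norm of the second fundamental form are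
\begin{equation}\label{eq:HQ}
H=3\alpha+\beta,\qquad Q=2\alpha^2+(\alpha+\beta)^2=3\alpha^2+2\alpha\beta+\beta^2,
\end{equation}
and we note for later use that $|H|\le\sqrt{10\,W}$ and $0\le Q\le4\alpha^2+2\beta^2$. The volume of an orbit is proportional to $V=a^2c$ and $V_s/V=H$, so the Laplacian of a function of $x$ is $\Delta u=V^{-1}(Vu_s)_s=u_{ss}+Hu_s$.

\begin{lemma}\label{lem:evol}
On $(0,1]\times(0,T)$,
\begin{align}
b_t&=\Delta b-\rho, & \psi_t&=\Delta\psi+f, & N_t&=N(H_s+Q),\label{eq:flow}\\
\alpha_t&=\Delta\alpha-Q\alpha-\rho_s, & \beta_t&=\Delta\beta-Q\beta+f_s,\label{eq:flow1}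
\end{align}
where $\rho=(1-\frac12E)e^{-2b}$ and $f=(1-E)e^{-2b}$.
\end{lemma}

\begin{proof}
We use two standard formulas. First, for a metric $ds^2+g_s$ whose levels $\Sigma$ have principal curvatures $k_i$ in fixed directions $e_i$, the Gauss and Riccati equations give
\[
\mathrm{Ric}(e_i,e_i)=\mathrm{Ric}^\Sigma(e_i,e_i)-(k_i)_s-Hk_i,\qquad\mathrm{Ric}(\partial_s,\partial_s)=-H_s-Q.
\]
Second, Milnor's formula for left-invariant metrics: if an orthonormal left-invariant frame satisfies $[e_2,e_3]=\lambda_1e_1$ and cyclically, and $\mu_i=\frac12(\lambda_1+\lambda_2+\lambda_3)-\lambda_i$, then $\mathrm{Ric}^\Sigma(e_1,e_1)=2\mu_2\mu_3$ and cyclically. Here $\lambda_1=\lambda_2=-1/c$ and $\lambda_3=-c/a^2$, so $\mu_1=\mu_2=-c/(2a^2)$, $\mu_3=-1/c+c/(2a^2)$, and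
\[
\mathrm{Ric}^\Sigma(e_1,e_1)=\frac1{a^2}-\frac{c^2}{2a^4}=\rho,\qquad\mathrm{Ric}^\Sigma(e_3,e_3)=\frac{c^2}{2a^4}=\tfrac12Ee^{-2b}.
\]
Evaluating (ii) on $X_1$ gives $(a^2)_t=-2a^2\,\mathrm{Ric}(e_1,e_1)$, that is, $b_t=\alpha_s+H\alpha-\rho=\Delta b-\rho$. Evaluating on $X_3$ gives $(\log c)_t=\Delta\log c-\frac12Ee^{-2b}$, and subtracting, $\psi_t=\Delta\psi+\rho-\frac12Ee^{-2b}=\Delta\psi+f$. Evaluating on $\partial_x$ gives $N_t=-N\,\mathrm{Ric}(\partial_s,\partial_s)$.

Since $\partial_s=N^{-1}\partial_x$, we have $\partial_t\partial_s=\partial_s\partial_t-(H_s+Q)\partial_s$. Hence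
\[
\alpha_t=(\alpha_s+H\alpha-\rho)_s-(H_s+Q)\alpha=\alpha_{ss}+H\alpha_s-Q\alpha-\rho_s ,
\]
the terms $H_s\alpha$ canceling, and the same computation with $\psi$, $\beta$, $-f$ in place of $b$, $\alpha$, $\rho$ gives the equation for $\beta$.
\end{proof}

\begin{remark}\label{rem:TN}
For the Taub-NUT metric $\partial_s=2\sqrt{(r-n)/(r+n)}\,\partial_r$ and $\Delta u=\frac4{r^2-n^2}\big((r-n)^2u_r\big)_r$. From $b_r=r/(r^2-n^2)$ and $\psi_r=-1/(r+n)$ one gets
\[
\Delta b=\frac4{r^2-n^2}\,\frac{r^2+2rn-n^2}{(r+n)^2}=\rho,\qquad\Delta\psi=-\frac4{r^2-n^2}\,\frac{(r-n)(r+3n)}{(r+n)^2}=-f .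
\]
Also $a_s=r/(r+n)$ and $c_s=2n^2/(r+n)^2$, so $H_s+Q=2a_{ss}/a+c_{ss}/c=(8n-8n)/(r+n)^3=0$. All right-hand sides in \eqref{eq:flow} vanish.
\end{remark}

\subsection{Behavior at the nut and at the initial time}

The maximum principle will be applied on regions that contain the nut and the initial time, so we record what is continuous there.

\begin{lemma}\label{lem:reg}
The functions $N,a,\psi$ extend continuously to $[0,1]\times[0,T)$ with $N>0$, and $N_x,a_x,\psi_x,Z$ extend continuously to $[0,1)\times[0,T)$. At the nut, $a=0$, $\psi=\log\frac1\tau$ and $Z=\frac14$.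
\end{lemma}

\begin{proof}
At the point $q=x$ of the real segment $[0,1]\subset\mathbb{H}$ we have $\partial_x=1$, $X_1=-\frac x2\mathbf{j}$, $X_3=-\frac x2\mathbf{i}$. Therefore
\[
N^2=g|_x(1,1),\qquad a^2=x^2A,\quad A=\tfrac14\,g|_x(\mathbf{j},\mathbf{j}),\qquad c^2=x^2C,\quad C=\tfrac14\,g|_x(\mathbf{i},\mathbf{i}).
\]
The functions $N^2,4A,4C$ are Cartesian components of $g$ along the segment. They are positive, and by (i) and (iv) they are continuous on $[0,1]\times[0,T)$, with $x$-derivatives continuous on $[0,1)\times[0,T)$. The same holds for $a=x\sqrt A$ and $\psi=\frac12\log(C/A)+\log\frac1\tau$, and $Z=N^{-2}(a_x^2+a^2\psi_x^2)$. Left multiplication by a unit quaternion preserves $g$ on $M\setminus\{0\}$, hence by continuity the inner product $g|_0$; so $1,\mathbf{i},\mathbf{j}$ have the same length at the origin and $A=C=\frac14N^2$ there. Thus at $x=0$ we have $C/A=1$ and $Z=N^{-2}A=\frac14$.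
\end{proof}

\subsection{Maximum principle bounds}

We use the maximum principle only in the following elementary form.

\begin{lemma}\label{lem:mp}
Let $\Omega\subset[0,1]\times[0,T)$ be compact and let $u$ be continuous on $\Omega$. Suppose that $u$ attains its maximum over $\Omega$ at a point $(x,t)$ with $t>0$ and $0<x<1$, that $\Omega$ contains all points $(x',t')$ with $t'\le t$ near $(x,t)$, and that $u$ is smooth near $(x,t)$. Then $u_s=0$ and $(\partial_t-\Delta)u\ge0$ at $(x,t)$.
\end{lemma}

\begin{proof}
At $(x,t)$ we have $u_t\ge0$, $u_x=0$, $u_{xx}\le0$, so $u_s=0$ and $\Delta u=u_{ss}=N^{-2}u_{xx}\le0$.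
\end{proof}

\begin{lemma}\label{lem:zero}
Suppose that $\tau\le c_0/a_0\le1$ on $M$.
\begin{itemize}
\item[(a)] On $[0,1]\times[0,T)$ we have $0\le\psi\le\log\frac1\tau$ and $a\le\max a_0$. Consequently
\begin{equation}\label{eq:react}
0<E\le1,\qquad\tfrac12e^{-2b}\le\rho\le e^{-2b},\qquad0\le f\le e^{-2b},
\end{equation}
and
\begin{equation}\label{eq:sign}
\beta(1,t)\le0\qquad\text{for }0<t<T.
\end{equation}
\item[(b)] Let $x_0\in(0,1)$ and $t_1<T$. If $a\ge1$ on $[x_0,1]\times\{0\}$ and on $\{x_0\}\times[0,t_1]$, then $a^2\ge1-2t$ on $[x_0,1]\times[0,t_1]$.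
\end{itemize}
\end{lemma}

\begin{proof}
(a) Let $\Omega=[0,1]\times[0,t']$ with $t'<T$. On the sides $t=0$, $x=0$, $x=1$ of $\Omega$ we have $0\le\psi\le\log\frac1\tau$ by hypothesis, Lemma~\ref{lem:reg} and (iii). If $\max_\Omega\psi>\log\frac1\tau$, the maximum is attained off these sides, and Lemma~\ref{lem:mp} gives $f=(\partial_t-\Delta)\psi\ge0$ there; but $E>1$ there, so $f<0$. If $\min_\Omega\psi<0$, then $f\le0$ at the minimum; but $E<\tau^2\le1$ there, so $f>0$. This proves the bounds on $\psi$ and \eqref{eq:react}. On the three sides $a\le\max a_0$, because $a=0$ at the nut and $a(1,t)=1=a_0(1)$. A larger maximum of $a$ would be a local maximum of $b$ in the sense of Lemma~\ref{lem:mp}, and would give $-\rho\ge0$, contrary to \eqref{eq:react}. Finally, $\psi(\cdot,t)\ge0$ attains its minimum $0$ at $x=1$, which gives \eqref{eq:sign}.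

(b) By \eqref{eq:flow}, $(\partial_t-\Delta)e^{2b}=-2\rho e^{2b}-4\alpha^2e^{2b}=-(2-E)-4a^2\alpha^2$. Let $u=-a^2-2t$. On the sides $t=0$, $x=x_0$, $x=1$ we have $u\le-1$. At a maximum off these sides, $\alpha=0$ and $(\partial_t-\Delta)u=-E<0$, contrary to Lemma~\ref{lem:mp}. So $u\le-1$.
\end{proof}

The sign \eqref{eq:sign} is the only information on normal derivatives at $\partial M$ that the proof uses, and it comes from the lower bound $c_0/a_0\ge\tau$. Nothing is known about $\alpha(1,t)$.

\subsection{Weighted lengths}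

The function $N$ enters the argument through integrals $\int F\,ds$ over the collar $[x_0,1]$. For $F=F(b,\psi)$ of class $C^2$ write
\[
\mathcal{H}_F=F_{bb}\alpha^2+2F_{b\psi}\alpha\beta+F_{\psi\psi}\beta^2 .
\]

\begin{lemma}\label{lem:identity}
For $F\in C^2(\mathbb{R}^2)$, $x_0\in(0,1)$ and $0<t<T$,
\begin{equation}\label{eq:identity}
\frac d{dt}\int_{x_0}^1F\,ds=\Big[(F_b+3F)\alpha+(F_\psi+F)\beta\Big]_{x_0}^1+\int_{x_0}^1\big(FQ-\mathcal{H}_F-F_b\rho+F_\psi f\big)\,ds ,
\end{equation}
and $\int_{x_0}^1F\,ds$ is continuous on $[0,T)$.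
\end{lemma}

\begin{proof}
By the chain rule $\Delta F=F_b\Delta b+F_\psi\Delta\psi+\mathcal{H}_F$, so \eqref{eq:flow} gives $\partial_tF=F_{ss}+HF_s-\mathcal{H}_F-F_b\rho+F_\psi f$. Since $\partial_t(ds)=(H_s+Q)\,ds$, the derivative of the integral is $\int(\partial_tF+FH_s+FQ)\,ds$. The terms $F_{ss}+HF_s+FH_s$ combine to $(F_s+HF)_s$, and $F_s+HF=(F_b+3F)\alpha+(F_\psi+F)\beta$ by \eqref{eq:HQ}. Differentiation under the integral and integration up to $x=1$ are allowed by (i), and continuity at $t=0$ follows from Lemma~\ref{lem:reg}.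
\end{proof}

\section{The round case}\label{sec:round}

Let $\tau=1$ and $c_0=a_0$. Lemma~\ref{lem:zero} gives $\psi\equiv0$, so all orbits stay round, $\beta=f=0$, $\rho=\frac12a^{-2}$, and $N_t/N=3a_{ss}/a$. For $F=F(b)$ the identity \eqref{eq:identity} becomes
\[
\frac d{dt}\int_{x_0}^1F\,ds=\big[(F'+3F)\alpha\big]_{x_0}^1+\int_{x_0}^1\Big((3F-F'')\alpha^2-\frac{F'}{2a^2}\Big)ds .
\]
For $F=1$ this is the evolution of the length of the collar, and it contains the mean curvature $3\alpha(1,t)$ of the boundary, about which we know nothing. For $F=e^{-3b}=a^{-3}$ the boundary terms vanish identically: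
\begin{equation}\label{eq:roundI}
I(t)=\int_{x_0}^1a^{-3}\,ds,\qquad I'=\int_{x_0}^1a^{-3}\Big(-6\alpha^2+\frac3{2a^2}\Big)ds .
\end{equation}
The weight is $1/V$. A function of $x$ is harmonic exactly when $Vu_s$ is constant, so $I$ is the increase across the collar of the harmonic function with $Vu_s=1$: it is the resistance of the collar to a radial current. On the flat ball, $a=s/2$ with $s$ measured from the center and $\alpha=1/s$, and the two terms in \eqref{eq:roundI} cancel at each point, as they must for a stationary solution. When $a$ is not small on the collar but has to change by a definite factor across it, the first term dominates as soon as $I$ is small.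

\begin{proposition}\label{prop:round}
Let $\tau=1$, $c_0=a_0$, $a_0\ge1$ on $[x_0,1]$ and $I(0)^2\le\frac1{12}$, and set $t_1=2I(0)^2$. Then for every solution on $[0,T)$, either $T\le t_1$ or $a(x_0,t)<2$ for some $t\le t_1$.
\end{proposition}

\begin{proof}
Suppose that $T>t_1$ and $a(x_0,t)\ge2$ on $[0,t_1]$. Since $t_1\le\frac16$, Lemma~\ref{lem:zero}(b) gives $a^2\ge\frac12$ on the collar, so the second term in \eqref{eq:roundI} contributes at most $3I$. By the Cauchy--Schwarz inequality and $a^{-3}\alpha=-\frac13(a^{-3})_s$,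
\[
I\int_{x_0}^1a^{-3}\alpha^2\,ds\ge\Big(\int_{x_0}^1a^{-3}\alpha\,ds\Big)^2=\frac19\big(1-a(x_0,t)^{-3}\big)^2\ge\Big(\frac7{24}\Big)^2 .
\]
Since $6\,(7/24)^2>\frac12$, we get $I'\le-\frac1{2I}+3I$, that is, $(I^2)'\le-1+6I^2$ on $(0,t_1]$. The right side is negative while $I^2<\frac16$, so $I^2$ stays below $\frac1{12}$ and $(I^2)'\le-\frac12$. Hence $I(t_1)^2\le I(0)^2-\frac12t_1=0$, which is impossible because $I>0$.
\end{proof}

For the steep collar $I(0)$ is of order $R\cdot R^{-3}$, which explains the time scale $R^{-4}$ in Theorem~\ref{thm:criterion}. The argument is by contradiction and does not describe how a solution ends; what it shows is that a positive weighted length would have to vanish.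

It remains to exclude the second alternative. The orbit at $x_0$ sits in the middle of a plateau of height and length of order $R$, and for a heat equation on a fixed interval the value at $x_0$ would need a time of order $R^2$ to change appreciably. But the interval is not fixed, and three difficulties arise.
\begin{enumerate}
\item The distance from $x_0$ to $\partial M$ might collapse, and its evolution contains $H(1,t)$. A second weighted length, again with a weight that removes $\alpha(1,t)$, bounds this distance from below.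
\item A barrier argument near $x_0$ uses the distance $s$ from $x_0$, whose evolution contains $H(x_0,t)$. An interior gradient estimate bounds it.
\item For $\tau<1$ the function $\psi$ evolves. The weights must then depend on $\psi$, and suitable weights exist only while $\psi$ is bounded by a fixed constant on the collar.
\end{enumerate}
Each of these estimates uses the conclusions of the others, so they are proved together by a continuity argument in time.

\section{Two weighted lengths}\label{sec:func}

\subsection{The bootstrap conditions}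

Let $g_0$ satisfy (H1)--(H4), put $\bar t=45R^{-4}$, and suppose, for contradiction, that $g(t)$ is a solution on $[0,T)$ with $T>\bar t$. Since $R\ge100$, we have $\bar t<\frac1{60}$. By (H1), Lemma~\ref{lem:zero}(a) applies and $a\le R$. Let
\[
s(x,t)=\int_{x_0}^xN(x',t)\,dx',\qquad D(t)=s(1,t),\qquad F_1=e^{-3b+\psi^2},\qquad I_1(t)=\int_{x_0}^1F_1\,ds,
\]
and consider the conditions
\[
\text{(B1) }a(x_0,t)>\tfrac12R,\qquad\text{(B2) }\psi(x_0,t)<\tfrac1{10},\qquad\text{(B3) }D(t)>R,\qquad\text{(B4) }I_1(t)<3R^{-2}.
\]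
The four quantities are continuous on $[0,\bar t\,]$ by Lemma~\ref{lem:reg}. The conditions hold at $t=0$: (B1)--(B3) by (H2), and (B4) because (H3) and (H4) give
\begin{equation}\label{eq:I10}
I_1(0)\le e^{1/400}\,2.9\,R^{-2}\le2.91\,R^{-2}.
\end{equation}
The goal of Sections~\ref{sec:func}--\ref{sec:close} is the following improvement.

\begin{proposition}\label{prop:improve}
Let $t_1\in(0,\bar t\,]$ be such that (B1)--(B4) hold on $[0,t_1]$. Then on $[0,t_1]$
\[
a(x_0,t)\ge0.74R,\qquad\psi(x_0,t)\le0.051,\qquad D(t)\ge1.4R,\qquad I_1(t)\le2.91R^{-2},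
\]
and $(I_1^2)'\le-\frac15$ on $(0,t_1]$.
\end{proposition}

\emph{Until the proof of Proposition~\ref{prop:improve} is complete, $t_1$ is as in its statement.} We begin with pointwise bounds on the collar.

\begin{lemma}\label{lem:collarbounds}
On $[x_0,1]\times[0,t_1]$,
\begin{equation}\label{eq:collar}
b\ge-0.02,\qquad e^{-2b}\le1.04,\qquad0\le\psi\le\tfrac16 .
\end{equation}
\end{lemma}

\begin{proof}
By (H3), (B1) and Lemma~\ref{lem:zero}(b), $a^2\ge1-2t\ge\frac{58}{60}$, which gives the first two bounds. Then $(\partial_t-\Delta)(\psi-2t)=f-2<0$, so by Lemma~\ref{lem:mp} the maximum of $\psi-2t$ is attained on one of the sides $t=0$, $x=x_0$, $x=1$, where it is at most $\frac1{10}$ by (H3), (B2) and (iii). Hence $\psi\le\frac1{10}+\frac1{30}\le\frac16$.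
\end{proof}

\subsection{The decreasing functional}

To see why $F_1$ is the right replacement for $a^{-3}$, try $F=e^{-3b+G(\psi)}$. The factor $e^{-3b}$ removes $\alpha$ from the boundary term in \eqref{eq:identity}, which becomes $(1+G')F\beta$, and
\begin{equation}\label{eq:formG}
\frac{FQ-\mathcal{H}_F}F=-6\alpha^2+(2+6G')\alpha\beta-(G''+G'^2-1)\beta^2 .
\end{equation}
The choice $G=-\psi$, for which $F$ is proportional to $1/V$, removes the boundary term altogether, but then \eqref{eq:formG} is the indefinite form $-6\alpha^2-4\alpha\beta$. The choice $G=0$ leaves $+\beta^2$. The form \eqref{eq:formG} is negative definite exactly when $(2+6G')^2<24(G''+G'^2-1)$, that is, when $w=1+G'$ satisfies $w'>\frac12w^2+\frac23$; and the sign \eqref{eq:sign} is usable when $w(0)\ge0$. With $k^2=\frac43$ the inequality gives $(\arctan(w/k))'>k/2$, so it can hold on $[0,\psi_1]$ only if $\psi_1<\pi/k=\pi\sqrt3/2$. For small $\tau$ no such $G$ covers the whole range $[0,\log\frac1\tau]$, which is the reason for the bounds on $\psi$ in (H2), (H3)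 and (B2). On the range $[0,\frac16]$ the choice $G=\psi^2$ works.

\begin{lemma}\label{lem:I1}
For $0<t\le t_1$,
\begin{equation}\label{eq:I1}
I_1'\le1.2\,F_1(x_0,t)\,|\beta(x_0,t)|+4I_1-\frac1{5I_1}.
\end{equation}
\end{lemma}

\begin{proof}
Apply \eqref{eq:identity} with $G=\psi^2$. The boundary term $(1+2\psi)F_1\beta$ equals $\beta(1,t)\le0$ at $x=1$, and at $x_0$ its absolute value is at most $1.2F_1|\beta|$ by (B2). By \eqref{eq:formG} and $\psi\le\frac16$,
\begin{align*}
\frac{F_1Q-\mathcal{H}_{F_1}}{F_1}&=-6\alpha^2+(2+12\psi)\alpha\beta-(1+4\psi^2)\beta^2\\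
&\le-6\alpha^2+4|\alpha\beta|-\beta^2=-2\alpha^2-(2|\alpha|-|\beta|)^2\le-2\alpha^2 .
\end{align*}
The reaction terms are $F_1(3\rho+2\psi f)\le F_1e^{-2b}(3+\frac13)\le4F_1$ by \eqref{eq:react} and \eqref{eq:collar}. Finally, $F_1\ge e^{-3b}$, $b(1,t)=0$ and $b(x_0,t)\ge\log\frac R2\ge1$ give
\[
I_1\int_{x_0}^1F_1\alpha^2\,ds\ge\Big(\int_{x_0}^1F_1|\alpha|\,ds\Big)^2\ge\Big(\int_{x_0}^1e^{-3b}b_s\,ds\Big)^2\ge\Big(\frac{1-e^{-3}}3\Big)^2\ge\frac1{10}.
\]
Adding the three contributions gives \eqref{eq:I1}.
\end{proof}

\subsection{A functional that controls the distance to the boundary}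

For a lower bound on $D$ we want a weight $F$ that equals a negative constant where $b$ is large, which is most of the collar, and for which $\int F\,ds$ cannot grow quickly. A negative constant makes the term $FQ$ in \eqref{eq:identity} nonpositive but leaves $H(1,t)$ in the boundary term. So we modify $F$ for small $b$. At $b=\psi=0$ we need $F_b+3F=0$, to remove $\alpha(1,t)$, and $F_\psi+F\ge0$, to use \eqref{eq:sign}. This suggests that $F$ be positive and decreasing at $b=0$ and convex enough that $FQ\le\mathcal{H}_F$ where $F>0$. Try $y^3-\kappa$ with $y=(y_0-b)_+$. The boundary condition is $\kappa=y_0^3-y_0^2$, which is positive when $y_0>1$, and in view of $Q\le4\alpha^2+2\beta^2$ the convexity in $b$ suffices when $4y^3\le6y$, that is, $y^2\le\frac32$. The value $y_0=\frac65$ meets both requirements and gives $\kappa=0.288$. A term $2\psi^2$ supplies the convexity in $\psi$. Thus let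
\[
y=\big(\tfrac65-b\big)_+,\qquad F_2=y^3-0.288+2\psi^2,\qquad I_2(t)=\int_{x_0}^1F_2\,ds .
\]
The function $F_2$ is of class $C^2$, and $I_2\ge-0.288\,D$.

\begin{lemma}\label{lem:I2}
For $0<t\le t_1$,
\begin{equation}\label{eq:I2}
I_2'\le2\sqrt{W(x_0,t)}+6R\,I_1 .
\end{equation}
\end{lemma}

\begin{proof}
We have $\partial_bF_2=-3y^2$, $\partial_\psi F_2=4\psi$ and $\mathcal{H}_{F_2}=6y\alpha^2+4\beta^2$.

\emph{Boundary terms.} At $x=1$, $y=\frac65$, so $F_2=1.728-0.288=1.44$, $\partial_bF_2=-3\cdot1.44$ and $\partial_\psi F_2=0$; the boundary term in \eqref{eq:identity} is $1.44\,\beta(1,t)\le0$. At $x_0$, (B1) gives $b>\log50>\frac65$, so $y=0$, and (B2) gives $|F_2|\le0.288$ and $0\le\partial_\psi F_2\le0.4$. The boundary term there is $F_2H+\beta\,\partial_\psi F_2$, of absolute value at most $(0.288\sqrt{10}+0.4)\sqrt W\le2\sqrt W$.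

\emph{Quadratic terms.} We claim that $F_2Q\le\mathcal{H}_{F_2}$ on the collar. Where $F_2\le0$ this holds because $Q\ge0$ and $\mathcal{H}_{F_2}\ge0$. Where $F_2>0$, note that $2\psi^2\le\frac1{18}<0.288$ and $y\le1.22$ by \eqref{eq:collar}. Hence $F_2\le y^3$ and $F_2Q\le4y^3\alpha^2+2y^3\beta^2$, with $4y^3\le6y$ because $1.22^2<1.5$, and $2y^3\le2\cdot1.22^3<4$.

\emph{Reaction terms.} By \eqref{eq:react} and \eqref{eq:collar}, $3y^2\rho+4\psi f\le(4.5+\frac23)e^{-2b}\le6e^{-2b}$, and $e^{-2b}=a\,e^{-3b}\le RF_1$.
\end{proof}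

Both \eqref{eq:I1} and \eqref{eq:I2} contain first derivatives at $x_0$, which we estimate next.

\section{A gradient estimate near the plateau}\label{sec:grad}

\begin{proposition}\label{prop:grad}
For $0\le t\le t_1$,
\begin{equation}\label{eq:grad}
\sqrt{W(x_0,t)}\le\frac{116}R,\qquad|H(x_0,t)|\le\frac{370}R .
\end{equation}
Let $\ell=R/400$ and $\Omega=\{(x,t)\in[0,1]\times[0,t_1]:|s(x,t)|\le\ell\}$. Then $\Omega$ is a compact subset of $(0,1)\times[0,t_1]$, and $a\ge\frac14R$ on $\Omega$.
\end{proposition}

The proof applies the maximum principle to $\eta Z$, where $\eta$ is a cutoff function of the evolving distance $s$. Two choices need explanation. First, we localize $Z=a^2W$ rather than $W$. No lower bound for $a$ is known on $\{|s|<R\}$, which may even contain the nut. There $W$ is unbounded while $Z$ is continuous; and the equation for $W$ has a good term of size $-W^2$ and a bad term of size $a^{-2}W$, whose ratio is $Z$, so the good term wins once $Z$ exceeds a numerical constant, however small $a$ is. Second, the evolution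 of the cutoff involves $H(x_0,t)$, the quantity to be estimated. The estimate closes because it bounds $Z(x_0,t)$ by a linear function of $\sup\sqrt{Z(x_0,\cdot)}$.

\begin{lemma}\label{lem:W}
On $(0,1)\times(0,t_1]$, at points where $W>0$,
\[
(\partial_t-\Delta)\log W\le-2Q+6e^{-2b}+\frac12\,\frac{W_s^2}{W^2}.
\]
\end{lemma}

\begin{proof}
Let $P=\alpha_s^2+\beta_s^2$. By \eqref{eq:flow1},
\[
(\partial_t-\Delta)W=2\alpha(\partial_t-\Delta)\alpha+2\beta(\partial_t-\Delta)\beta-2P=-2QW-2P-2\alpha\rho_s+2\beta f_s .
\]
Since $E_s=2E\beta$, we have $\rho_s=e^{-2b}[-(2-E)\alpha-E\beta]$ and $f_s=e^{-2b}[-2(1-E)\alpha-2E\beta]$. Using $0<E\le1$, so that $|6E-4|\le4$,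
\[
-2\alpha\rho_s+2\beta f_s=e^{-2b}\big[(4-2E)\alpha^2+(6E-4)\alpha\beta-4E\beta^2\big]\le e^{-2b}(4\alpha^2+4|\alpha\beta|)\le6e^{-2b}W .
\]
Also $W_s^2=4(\alpha\alpha_s+\beta\beta_s)^2\le4WP$, so $-2P/W\le-\frac12W_s^2/W^2$. The claim follows from the identity $(\partial_t-\Delta)\log u=u^{-1}(\partial_t-\Delta)u+u_s^2/u^2$ for positive $u$.
\end{proof}

\begin{lemma}\label{lem:cutoff}
On $(0,1)\times(0,t_1]$,
\begin{equation}\label{eq:s}
(\partial_t-\Delta)s=-H(x_0,t)+\int_{x_0}^xQ\,ds ,
\end{equation}
where the integral has the sign of $s$. Let $\eta=(1-s^2/R^2)^2$ for $|s|<R$ and $\eta=0$ otherwise, and let $H_0=\max_{[0,t_1]}|H(x_0,t)|$. Where $|s|<R$,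
\[
(\partial_t-\Delta)\eta\le\frac{2H_0}R+\frac4{R^2},\qquad\frac{\eta_s^2}\eta\le\frac{16}{R^2}.
\]
\end{lemma}

\begin{proof}
By \eqref{eq:flow}, $s_t=\int_{x_0}^x(H_s+Q)\,ds=H(x,t)-H(x_0,t)+\int_{x_0}^xQ\,ds$, and $\Delta s=H(x,t)$. This gives \eqref{eq:s}. For $|s|<R$ we have $\eta_s=-4sR^{-2}(1-s^2/R^2)$ and $\eta_{ss}=-4R^{-2}+12s^2R^{-4}$. Hence $\eta_s^2/\eta=16s^2R^{-4}\le16R^{-2}$, $-\eta_{ss}\le4R^{-2}$, and $|\eta_s|\le2/R$ because $u(1-u^2)\le\frac12$ on $[0,1]$. In $(\partial_t-\Delta)\eta=\eta_s(\partial_t-\Delta)s-\eta_{ss}$, the factor $\eta_s$ has the sign of $-s$, so the integral of $Q$, on which we have no bound, contributes a nonpositive term.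
\end{proof}

\begin{proof}[Proof of Proposition~\ref{prop:grad}]
\emph{Step 1: the bound $\eta Z\le K:=\max\{20,\,8H_0R+368\}$.} Since $s$ is continuous on $[0,1]\times[0,t_1]$ and $s(1,t)>R$ by (B3), there is $x_2<1$ with $\eta=0$ on $[x_2,1]\times[0,t_1]$. By Lemma~\ref{lem:reg}, $Y=\eta Z$ is therefore continuous on $[0,1]\times[0,t_1]$. Suppose that its maximum exceeds $K$. At $t=0$ we have $Y\le20$ by (H2), and at the nut $Y\le\frac14$. So the maximum is attained at a point with $t>0$, $0<x<1$, $|s|<R$, and $Z\ge Y>20$ there. Apply Lemma~\ref{lem:mp} to $\log Y=\log W+2b+\log\eta$ near this point. With $\zeta=\eta_s/\eta$, the condition $(\log Y)_s=0$ reads $W_s/W=-(2\alpha+\zeta)$, and Lemma~\ref{lem:W} and \eqref{eq:flow} give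
\[
0\le(\partial_t-\Delta)\log Y\le-2Q+6e^{-2b}+\tfrac12(2\alpha+\zeta)^2-2\rho+\frac{(\partial_t-\Delta)\eta}\eta+\zeta^2 .
\]
Expand $\frac12(2\alpha+\zeta)^2=2\alpha^2+2\alpha\zeta+\frac12\zeta^2$ and use three inequalities:
\[
-2Q+2\alpha^2=-(4\alpha^2+4\alpha\beta+2\beta^2)\le-\tfrac34W,\qquad2\alpha\zeta\le\tfrac14W+4\zeta^2,\qquad-2\rho\le-e^{-2b}.
\]
The first holds because the quadratic form $4\alpha^2+4\alpha\beta+2\beta^2$ has eigenvalues $3\pm\sqrt5\ge\frac34$. We obtain
\[
0\le-\tfrac12W+5e^{-2b}+\frac{(\partial_t-\Delta)\eta}\eta+\tfrac{11}2\zeta^2 .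
\]
Since $Z>20$ and $a\le R$,
\[
-\tfrac12W+5e^{-2b}=e^{-2b}\big(5-\tfrac12Z\big)\le-\tfrac14e^{-2b}Z\le-\frac Z{4R^2}.
\]
Multiplying by $\eta$ and using Lemma~\ref{lem:cutoff} with $\eta\zeta^2=\eta_s^2/\eta$,
\[
0\le-\frac Y{4R^2}+\frac{2H_0}R+\frac{4+88}{R^2},
\]
that is, $Y\le8H_0R+368\le K$ at the maximum, a contradiction.

\emph{Step 2: closing the estimate at $x_0$.} Let $\Lambda=\max_{[0,t_1]}\sqrt{Z(x_0,t)}$. By (B1), $\sqrt{W(x_0,t)}\le2\Lambda/R$, so $H_0\le2\sqrt{10}\,\Lambda/R$. Since $\eta=1$ at $x_0$, Step 1 gives $\Lambda^2\le\max\{20,\,16\sqrt{10}\,\Lambda+368\}$. As $16\sqrt{10}<50.6$ and $58^2>50.6\cdot58+368$, this forces $\Lambda\le58$. Hence $K\le3400$, and \eqref{eq:grad} follows from $2\cdot58=116$ and $116\sqrt{10}<370$.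

\emph{Step 3: the set $\Omega$.} Where $|s|\le R/2$ we have $\eta\ge\frac9{16}$, so $a_s^2\le Z\le\frac{16}9\cdot3400<6400$ and $|a_s|\le80$. Integrating from $x_0$ at fixed $t$ and using (B1), we get $a\ge\frac12R-80\ell=0.3R$ on $\Omega$. The set $\Omega$ is closed in $[0,1]\times[0,t_1]$; it avoids $x=0$ because $a=0$ there, and $x=1$ because $D>R$.
\end{proof}

\section{Closing the bootstrap}\label{sec:close}

On $\Omega$ the functions $b$ and $\psi$ solve heat equations with sources of size $R^{-2}$, and their oscillation is bounded. A parabolic barrier built from $s^2$ then shows that their values at $x_0$ move at a rate of order $\ell^{-2}$ at most.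

\begin{lemma}\label{lem:barrier}
Let $\mu\ge1$ and let $u$ be continuous on $\Omega$ and smooth near its points with $t>0$. Suppose that $u\le0$ on $\Omega\cap\{t=0\}$, $u\le\mu$ on $\Omega$, and $(\partial_t-\Delta)u\le16R^{-2}$ on $\Omega\cap\{t>0\}$. Then $u(x_0,t)\le5\mu\ell^{-2}t$ for $0\le t\le t_1$.
\end{lemma}

\begin{proof}
By \eqref{eq:s} and \eqref{eq:grad}, on $\Omega\cap\{t>0\}$ we have $s\,(\partial_t-\Delta)s\ge-\ell\,|H(x_0,t)|\ge-\frac{370}{400}=-0.925$, and therefore
\[
(\partial_t-\Delta)s^2=2s\,(\partial_t-\Delta)s-2\ge-3.85 .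
\]
Let $m=\mu\ell^{-2}$ and $w=ms^2+5mt$. Then $(\partial_t-\Delta)w\ge1.15m\ge1.15\cdot1.6\cdot10^5R^{-2}>16R^{-2}$. We have $u-w\le0$ at $t=0$, and also where $|s|=\ell$, since $w\ge\mu$ there. A positive maximum of $u-w$ over $\Omega$ would thus be attained at a point with $t>0$ and $|s|<\ell$, where Lemma~\ref{lem:mp} applies and contradicts $(\partial_t-\Delta)(u-w)<0$. So $u\le w$ on $\Omega$, and $w=5mt$ at $x_0$.
\end{proof}

\begin{proof}[Proof of Proposition~\ref{prop:improve}]
On $\Omega$ we have $e^{-2b}\le16R^{-2}$, so $\rho,f\le16R^{-2}$ by \eqref{eq:react}. Note also that $5\ell^{-2}\bar t=3.6\cdot10^7R^{-6}$.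

\emph{The size at $x_0$.} Let $u=\log\frac{3R}4-b$. Then $(\partial_t-\Delta)u=\rho$, $u\le0$ at $t=0$ by (H2), and $u\le\log3<2$ on $\Omega$ by Proposition~\ref{prop:grad}. Lemma~\ref{lem:barrier} with $\mu=2$ gives $u(x_0,t)\le7.2\cdot10^7R^{-6}<10^{-3}$, so $a(x_0,t)\ge\frac34e^{-0.001}R\ge0.74R$.

\emph{The shape at $x_0$.} Let $u=\psi-\frac1{20}$. Then $(\partial_t-\Delta)u=f$, $u\le0$ at $t=0$ by (H2), and $u\le\log\frac1\tau$ by Lemma~\ref{lem:zero}. Take $\mu=1+\log\frac1\tau$, which is at most $R/100$; this is the one place where the dependence of $R$ on $\tau$ is used. Lemma~\ref{lem:barrier} gives $u(x_0,t)\le3.6\cdot10^5R^{-5}<10^{-3}$, so $\psi(x_0,t)\le0.051$.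

\emph{The decay of $I_1$.} By (B1) and (B2), $F_1(x_0,t)\le8e^{0.01}R^{-3}\le8.1R^{-3}$, so \eqref{eq:grad} gives $1.2F_1|\beta|\le1.2\cdot8.1\cdot116\,R^{-4}\le1200R^{-4}$ at $x_0$. By (B4) and $R\ge100$,
\[
1200R^{-4}+4I_1\le1200R^{-4}+12R^{-2}\le\frac{R^2}{30}\le\frac1{10I_1}.
\]
So \eqref{eq:I1} yields $I_1'\le-\frac1{10I_1}$, that is, $(I_1^2)'\le-\frac15$ on $(0,t_1]$. In particular $I_1(t)\le I_1(0)\le2.91R^{-2}$ by continuity at $t=0$ and \eqref{eq:I10}.

\emph{The distance to the boundary.} For $0\le b\le\frac65$ we have $y^3e^{3b}=y^3e^{3.6-3y}$, which is maximal at $y=1$ with value $e^{0.6}<2$; so $y^3\le2e^{-3b}$ for all $b\ge0$. At $t=0$, (H3) gives $b\ge0$ and $2\psi^2\le0.005$ on the collar, and with (H4) and (H2)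
\[
I_2(0)\le5.8R^{-2}-(0.288-0.005)D(0)\le5.8R^{-2}-0.283\cdot\tfrac32R .
\]
By \eqref{eq:I2}, \eqref{eq:grad} and (B4), $I_2'\le(232+18)R^{-1}$, so $I_2(t)\le I_2(0)+11250R^{-5}$ for $t\le t_1\le45R^{-4}$. Since $I_2\ge-0.288D$,
\[
0.288\,D(t)\ge0.4245R-5.8R^{-2}-11250R^{-5}\ge0.4244R,
\]
and $D(t)\ge1.4R$.
\end{proof}

\begin{proof}[Proof of Theorem~\ref{thm:criterion}]
Suppose that $T>\bar t=45R^{-4}$. Let $t^*$ be the supremum of the $t_1\in[0,\bar t\,]$ such that (B1)--(B4) hold on $[0,t_1]$. The conditions are strict inequalities between continuous functions and hold at $t=0$, so $t^*>0$. Proposition~\ref{prop:improve} applies to every $t_1\in(0,t^*)$, with constants independent of $t_1$, so its four bounds hold on $[0,t^*)$ and, by continuity, at $t^*\le\bar t<T$. Hence (B1)--(B4) hold at $t^*$. If $t^*<\bar t$, they would hold on a longer interval; therefore $t^*=\bar t$ and $(I_1^2)'\le-\frac15$ on $(0,\bar t\,]$. Since $I_1$ is continuous on $[0,\bar t\,]$,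
\[
I_1(\bar t\,)^2\le I_1(0)^2-\tfrac15\bar t<9R^{-4}-9R^{-4}=0,
\]
which is impossible. Hence $T\le45R^{-4}$.
\end{proof}

\begin{remark}\label{rem:hyp}
The hypotheses enter as follows. In (H1), the bound $c_0/a_0\ge\tau$ gives the sign \eqref{eq:sign}, without which the boundary terms at $x=1$ in Lemmas~\ref{lem:I1} and~\ref{lem:I2} are not controlled; the bound $c_0/a_0\le1$ gives \eqref{eq:react} and $\psi\le\log\frac1\tau$; and $a_0\le R$ is used in Lemma~\ref{lem:I2} and in Step~1 of the gradient estimate. In (H2), the distance $\frac32R$ keeps the cutoff $\eta$ away from $\partial M$, where $Z$ is not known to be continuous at $t=0$ or bounded in terms of the data; the bound on $Z_0$ starts the gradient estimate; and the bounds on $\{|s_0|\le R/400\}$ start the barrier argument. Hypothesis (H3) starts Lemma~\ref{lem:collarbounds} and, with (H4), bounds $I_1(0)$ and $I_2(0)$. Some largeness of $a_0(x_0)$ is necessary: the flat ball of radius $2$ for $\tau=1$ and the Taub-NUT metric for $\tau<1$ satisfy (H1), satisfy (H4) and the bound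 on $\psi_0$ in (H3) for $x_0$ close to $1$, have $a_0\le1$ everywhere, and are stationary solutions.
\end{remark}

\begin{thebibliography}{1}

\bibitem{HSW}
G.~Holzegel, T.~Schmelzer, C.~Warnick,
\emph{Ricci Flow of Biaxial Bianchi IX Metrics},
arXiv:0706.1694 (2007).

\end{thebibliography}
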